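\title{Positivity fails for the $q$-convolution of restricted crossings}

\begin{abstract}
Weighting each set partition by $q$ to the number of its restricted crossings gives a moment--cumulant formula that interpolates between free cumulants ($q=0$) and classical cumulants ($q=1$). Adding these $q$-cumulants defines Biane's operation $*_q$. We show that, for real $q$, this operation sends every pair of probability measures with finite moments to a probability measure if and only if $q\in\{0,1\}$. For $0<|q|<1$ positivity already fails for $\mu_1=\mu_2=(1-\varepsilon)\delta_0+\varepsilon\delta_1$ with small $\varepsilon$. For $-1\le q\le1$ we also determine the numbers $t>0$ such that multiplying the $q$-cumulants by $t$ preserves positivity. The proof expands the moments in powers of $\varepsilon$ and finds, at order $\varepsilon^3$, a negative term whose exponential growth rate exceeds that of all other terms.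
\end{abstract}

\section{Introduction}

\subsection{Cumulants with a crossing weight}

Let $P(n)$ be the set of all partitions of $\{1,\dots,n\}$, and let $|\mathcal V|$ be the number of blocks of $\mathcal V\in P(n)$. An \emph{arc} of $\mathcal V$ is a pair $a<c$ of consecutive elements of one block. A \emph{restricted} (or hyperbolic) \emph{crossing}, in the sense of Ph.~Biane, is a quadruple $a<b<c<d$ such that $(a,c)$ is an arc of one block and $(b,d)$ is an arc of a different block. We write $\operatorname{cr}(\mathcal V)$ for their number; see Figure~\ref{fig:arcs}.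

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.9]
\draw (2,0) arc (0:180:0.5);
\draw (4,0) arc (0:180:1);
\draw (5,0) arc (0:180:0.5);
\draw (8,0) arc (0:180:1.5);
\draw[dashed] (6,0) arc (0:180:1.5);
\draw[dashed] (7,0) arc (0:180:0.5);
\foreach \x in {1,2,4,5,8} \fill (\x,0) circle (2.5pt);
\foreach \x in {3,6,7} \draw[fill=white] (\x,0) circle (2.5pt);
\foreach \x in {1,...,8} \node[below] at (\x,-0.1) {$\x$};
\end{tikzpicture}
\caption{The partition of $\{1,\dots,8\}$ into $\{1,2,4,5,8\}$ (solid) and $\{3,6,7\}$ (dashed), with arcs joining consecutive elements of a block. The restricted crossings are the two intersections of arcs, $(2,3,4,6)$ and $(3,5,6,8)$. The quadruple $(1,3,4,6)$ does not count, since $1$ and $4$ are not consecutive in their block.}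
\label{fig:arcs}
\end{figure}

Fix a real number $q$, with the convention $0^0=1$. Let $\mu$ be a probability measure on $\mathbb R$ with all moments $m_n=\int x^n\,d\mu(x)$ finite. Its \emph{$q$-cumulants} $R(n)=R^{(q)}_\mu(n)$, $n\ge1$ (Ph.~Biane, M.~Anshelevich), are defined by
\begin{equation}\label{eq:mc}
m_n=\sum_{\mathcal V\in P(n)}q^{\operatorname{cr}(\mathcal V)}\prod_{B\in\mathcal V}R(|B|),\qquad n\ge1 .
\end{equation}
The one-block partition contributes $R(n)$ and all other terms involve only $R(1),\dots,R(n-1)$. Hence \eqref{eq:mc} is a bijection between real sequences $(R(n))_{n\ge1}$ and real sequences $(m_n)_{n\ge1}$, and the first $n$ terms of either sequence determine the first $n$ terms of the other. The parameter first appears for $n=4$, through the partition $\{1,3\},\{2,4\}$: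
\[
m_4=R(4)+4R(1)R(3)+(2+q)R(2)^2+6R(1)^2R(2)+R(1)^4 .
\]
For $q=1$ all partitions have weight one and \eqref{eq:mc} defines the classical cumulants, which add when independent random variables are added. For $q=0$ only the noncrossing partitions survive (Lemma~\ref{lem:nc}), and \eqref{eq:mc} defines the free cumulants, which add under free convolution.

Biane's idea is to turn additivity into a definition. Given $\mu_1,\mu_2$, let $m_1,m_2,\dots$ be the numbers produced by \eqref{eq:mc} from $R^{(q)}_{\mu_1}+R^{(q)}_{\mu_2}$, and write $\mu=\mu_1*_q\mu_2$ if $\mu$ is a probability measure with these moments. Call $*_q$ \emph{positivity preserving} if, for all probability measures $\mu_1,\mu_2$ on $\mathbb R$ with all moments finite, $(1,m_1,m_2,\dots)$ is the moment sequence of some probability measure on $\mathbb R$. Marek Bozejko and Wojciech Bozejko \cite{BB} pose as an open problem whether $*_q$ is positivity preserving. No range of $q$ is specified there for this problem; we read it with the range used in \cite{BB} for $q$-analogues of classical convolution: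
\begin{quote}
\emph{Is $*_q$ positivity preserving for every $q\in[0,1]$?}
\end{quote}

The simplest cases suggest that it is. Both endpoints give genuine convolutions. The measure $\delta_a$ has cumulants $(a,0,0,\dots)$, and since a singleton block carries no arc, adding $a$ to $R(1)$ replaces $m_n$ by $\sum_k\binom nk a^km_{n-k}$; so $\mu*_q\delta_a$ is the translate of $\mu$, for every $q$. For $q>-1$ the constant cumulant sequences $R(n)=\lambda>0$ come from probability measures (Remark~\ref{rem:poisson}), and these can be convolved with each other. For $\mu_1=\mu_2=\frac12(\delta_1+\delta_{-1})$ the necessary condition $m_4^2\le m_2m_6$ holds exactly when $|q|\le1$ (Section~\ref{sec:large}). Nevertheless the answer is no, for every $q$ strictly between $0$ and $1$.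

\subsection{Results}

For $t>0$ let $m^{(t)}_n(\mu)$, $n\ge1$, be the numbers produced by \eqref{eq:mc} from the cumulants $tR^{(q)}_\mu(n)$, and put $m^{(t)}_0(\mu)=1$. For $t=2$ these are the numbers attached to $\mu*_q\mu$.

\begin{theorem}\label{thm:main}
Let $q\in(-1,1)$, $q\ne0$, let $t>1$ be real and $\mu_\varepsilon=(1-\varepsilon)\delta_0+\varepsilon\delta_1$. There is $\varepsilon_0=\varepsilon_0(q,t)>0$ such that for all $0<\varepsilon<\varepsilon_0$ the sequence $(m^{(t)}_n(\mu_\varepsilon))_{n\ge0}$ is not the moment sequence of a probability measure. In particular ($t=2$), $*_q$ is not positivity preserving for any $q\in(0,1)$.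
\end{theorem}

\begin{theorem}\label{thm:real}
For real $q$, the operation $*_q$ is positivity preserving if and only if $q\in\{0,1\}$.
\end{theorem}

\begin{theorem}\label{thm:powers}
Let $\mathcal T_q$ be the set of $t>0$ such that $(m^{(t)}_n(\mu))_{n\ge0}$ is a moment sequence for every probability measure $\mu$ with all moments finite. Then $\mathcal T_q=\{1\}$ for every $q\in[-1,1)\setminus\{0\}$, while $\mathcal T_0=[1,\infty)$ and $\mathcal T_1=\{1,2,3,\dots\}$.
\end{theorem}

\subsection{The idea of the proof}

Expand $m^{(t)}_n(\mu_\varepsilon)=\sum_kM_k(n)\varepsilon^k$ and think of a term $\gamma w^n$ in $M_k(n)$ as an atom of mass $\gamma\varepsilon^k$ at the point $w$. A negative mass is harmless at a point that already carries positive mass of lower order in $\varepsilon$, but it is fatal at a new point. Order $\varepsilon$ produces an atom at $1$. Order $\varepsilon^2$ produces a new atom at $1+q$, of positive mass when $t>1$. Order $\varepsilon^3$ is a sum of two terms: one counts three-block partitions, the other is a two-block correction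 coming from the cumulants of $\mu_\varepsilon$. For $q=1$ both grow like $3^n$, with opposite signs, and for $t=2$ they cancel. For $0<|q|<1$ the rates separate: the three-block term grows at most at the rate $\varrho=\max(1,1+q,1+q+q^2)$, while the correction has a negative leading term with rate
\[
w_+=\tfrac12\bigl(2+q+|q|\sqrt{5+4q}\bigr)>\varrho .
\]
The nonnegative polynomial $x^{2N}(x-1)^2(x-1-q)^2$ removes the first two orders and, for large $N$, sees only the negative mass at $w_+$.

Section~\ref{sec:test} sets up this test and runs it for $q=1$, where everything is explicit. Sections~\ref{sec:exp}--\ref{sec:three} compute the expansion, and Section~\ref{sec:main} proves Theorem~\ref{thm:main}. The values $q=-1$, $|q|>1$ and $q=0$ need separate arguments, given in Sections~\ref{sec:minus}--\ref{sec:end}.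

\section{Test polynomials and the classical case}\label{sec:test}

For a real sequence $(m_n)_{n\ge0}$ with $m_0=1$ and a polynomial $P=\sum_np_nx^n$ put $L(P)=\sum_np_nm_n$. If the $m_n$ are the moments of $\nu$, then $L(P)=\int P\,d\nu\ge0$ for every $P\ge0$ on $\mathbb R$. Conversely, Hamburger's theorem states that $(m_n)$ is the moment sequence of a probability measure on $\mathbb R$ as soon as $L(p^2)\ge0$ for all real polynomials $p$, that is, as soon as all Hankel matrices $(m_{i+j})_{0\le i,j\le M}$ are positive semidefinite.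

For a sequence $f=(f(n))_{n\ge1}$ and a polynomial $P$ with $P(0)=0$ we write $\langle f,P\rangle=\sum_{n\ge1}p_nf(n)$. Then
\begin{equation}\label{eq:pair}
\langle w^n,P\rangle=P(w),\qquad \langle nw^n,P\rangle=wP'(w),
\end{equation}
so a double zero of $P$ at $w$ annihilates both $w^n$ and $nw^n$.

\begin{lemma}\label{lem:test}
Let $t>0$ and let $\mu_\varepsilon$, for small $\varepsilon>0$, be probability measures such that $m^{(t)}_n(\mu_\varepsilon)=\sum_{j\ge1}M_j(n)\varepsilon^j$ is a polynomial in $\varepsilon$ for each $n\ge1$. Suppose that $P\ge0$ is a polynomial with $P(0)=0$, that $\langle M_j,P\rangle=0$ for $j<k$, and that $\langle M_k,P\rangle<0$. Then for all sufficiently small $\varepsilon>0$ the sequence $(m_n^{(t)}(\mu_\varepsilon))_{n\ge0}$ is not a moment sequence.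
\end{lemma}

\begin{proof}
The number $L(P)=\sum_j\langle M_j,P\rangle\varepsilon^j$ is a polynomial in $\varepsilon$ equal to $\langle M_k,P\rangle\varepsilon^k+O(\varepsilon^{k+1})$, hence negative for small $\varepsilon$.
\end{proof}

The condition $P(0)=0$ removes the mass of order one at the origin. The next lemma lets us determine the sign of $\langle M_k,P\rangle$ from the leading asymptotics of $M_k$ alone.

\begin{lemma}\label{lem:dominant}
Let $f(n)=-Kw^n+O(n^r\varrho^n)$ with $K>0$ and $w>\varrho>0$, and let $S$ be a real polynomial with $S(w)\ne0$. Then $\langle f,x^{2N}S^2\rangle<0$ for all large $N$.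
\end{lemma}

\begin{proof}
If $S^2=\sum_js_jx^j$, then $\langle f,x^{2N}S^2\rangle=\sum_js_jf(2N+j)=-Kw^{2N}S(w)^2+O(N^r\varrho^{2N})$.
\end{proof}

The case $q=1$ shows the method with no combinatorics at all.

\begin{proposition}\label{prop:classical}
The operation $*_1$ is positivity preserving, and $\mathcal T_1=\{1,2,3,\dots\}$.
\end{proposition}

\begin{proof}
For $q=1$, formula \eqref{eq:mc} is the exponential formula: as formal power series,
\[
1+\sum_{n\ge1}m_n\frac{s^n}{n!}=\exp\Bigl(\sum_{n\ge1}R(n)\frac{s^n}{n!}\Bigr).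
\]
Adding cumulants multiplies the left sides, and $\sum_k\binom nkm_k(\mu_1)m_{n-k}(\mu_2)$ is the $n$-th moment of the sum of independent variables with laws $\mu_1,\mu_2$. This gives the first claim and, by iteration, $\{1,2,\dots\}\subset\mathcal T_1$.

Let $t>0$ be a non-integer and $\mu_\varepsilon=(1-\varepsilon)\delta_0+\varepsilon\delta_1$. Multiplying the cumulants by $t$ raises the generating function to the power $t$:
\[
\sum_{n\ge0}m^{(t)}_n\frac{s^n}{n!}=\bigl(1+\varepsilon(e^s-1)\bigr)^t=\sum_{j\ge0}\binom tj\varepsilon^j\sum_{i=0}^j(-1)^{j-i}\binom ji e^{is}.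
\]
Thus $\langle M_j,P\rangle=\binom tj\sum_{i=0}^j(-1)^{j-i}\binom jiP(i)$, and $M_j(n)=0$ for $j>n$. Take $k=\lfloor t\rfloor+2$ and $P=\prod_{i=0}^{k-1}(x-i)^2$. Then $\langle M_j,P\rangle=0$ for $j<k$ and $\langle M_k,P\rangle=\binom tkP(k)$. In the product $t(t-1)\cdots(t-k+1)$ only the last factor $t-\lfloor t\rfloor-1$ is negative, and none vanishes. So $\binom tk<0$, and Lemma~\ref{lem:test} gives $t\notin\mathcal T_1$.
\end{proof}

Here order $\varepsilon^j$ creates one new atom, at $j$, with mass $\binom tj\varepsilon^j$. For $t=2$ the masses vanish from $j=3$ on, as they must, since $\mu_\varepsilon*\mu_\varepsilon$ lives on $\{0,1,2\}$. We shall see that this vanishing is a cancellation which does not survive for $q\ne1$. For general $q$ we have no such closed generating function, so we compute $M_1,M_2,M_3$ from \eqref{eq:mc}.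

\section{Expansion near $\delta_0$}\label{sec:exp}

One atom away from the origin suffices for $|q|<1$, but $q=-1$ needs two, so we allow several. Let $\beta_1,\dots,\beta_d>0$ and
\[
\mu_\varepsilon=(1-d\varepsilon)\delta_0+\varepsilon\sum_{i=1}^d\delta_{\beta_i},\qquad \sigma_n=\sum_{i=1}^d\beta_i^n,\qquad 0<\varepsilon<1/d .
\]
The moments of $\mu_\varepsilon$ are $\varepsilon\sigma_n$ for $n\ge1$. Define
\[
T_k(n)=\sum_{\mathcal V\in P(n),\ |\mathcal V|=k}q^{\operatorname{cr}(\mathcal V)}\prod_{B\in\mathcal V}\sigma_{|B|},\qquad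
U(n)=-\sum_{(B_1,B_2)}q^{\operatorname{cr}}\,T_2(|B_1|)\,\sigma_{|B_2|}.
\]
Here and below $\sum_{(B_1,B_2)}$ runs over \emph{ordered} pairs of nonempty sets forming a partition of $\{1,\dots,n\}$, and $\operatorname{cr}=\operatorname{cr}(\{B_1,B_2\})$.

\begin{lemma}\label{lem:exp}
For $n\ge1$, $m^{(t)}_n(\mu_\varepsilon)=\sum_{j\ge1}M_j(n)\varepsilon^j$ is a polynomial in $\varepsilon$, and
\begin{equation}\label{eq:M}
M_1(n)=t\sigma_n,\qquad M_2=t(t-1)T_2,\qquad M_3=t(t-1)\bigl[U+(t+1)T_3\bigr].
\end{equation}
\end{lemma}

\begin{proof}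
The recursion $R(n)=\varepsilon\sigma_n-\sum_{|\mathcal V|\ge2}q^{\operatorname{cr}(\mathcal V)}\prod_BR(|B|)$ shows by induction that $R(n)$ is a polynomial in $\varepsilon$ of the form $\varepsilon\sigma_n+\varepsilon^2\kappa_n+\varepsilon^3\ell_n+O(\varepsilon^4)$. A partition with $k$ blocks contributes $O(\varepsilon^k)$. If $R$ is replaced by $tR$, its term is multiplied by $t^k$. Sorting by powers of $\varepsilon$,
\[
M_1(n)=t\sigma_n,\qquad M_2(n)=t\kappa_n+t^2T_2(n),\qquad M_3(n)=t\ell_n+t^2U'(n)+t^3T_3(n),
\]
where $U'(n)=\sum_{(B_1,B_2)}q^{\operatorname{cr}}\kappa_{|B_1|}\sigma_{|B_2|}$; the pairs are ordered because either block may carry the factor $\kappa$. For $t=1$ the moments are $\varepsilon\sigma_n$, so $M_2=M_3=0$. This gives $\kappa_n=-T_2(n)$, hence $U'=U$, and $\ell_n=-U(n)-T_3(n)$. Substituting, $M_2=(t^2-t)T_2$ and $M_3=(t^2-t)U+(t^3-t)T_3$.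
\end{proof}

\begin{remark}\label{rem:merge}
The term $U$ is also a sum over three-block partitions, with a different crossing count. Expanding $T_2(|B_1|)$ splits $B_1$ into two blocks, so
\[
U(n)=-\sum_{|\mathcal V|=3}\ \sum_{B\in\mathcal V}q^{\operatorname{cr}'(\mathcal V,B)}\prod_{B'\in\mathcal V}\sigma_{|B'|},
\]
where $\operatorname{cr}'(\mathcal V,B)$ is the number of crossings between the two blocks other than $B$, plus the number of crossings between $B$ and their union, regarded as one block. For $q=1$ this gives $U=-3T_3$ and $M_3=t(t-1)(t-2)T_3$: the cancellation seen above. In general $\operatorname{cr}'$ and $\operatorname{cr}$ are not comparable. For $\{1,4\},\{2,5\},\{3,6\}$ and $B=\{1,4\}$ we have $\operatorname{cr}'=1+1<3=\operatorname{cr}$; for $\{1,3,5\},\{2\},\{4\}$ and $B=\{1,3,5\}$ we have $\operatorname{cr}'=0+2>0=\operatorname{cr}$. So $U$ and $T_3$ cannot be compared term by term, and we compare their growth rates instead.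
\end{remark}

\section{Partitions into two blocks}\label{sec:two}

An ordered pair $(B_1,B_2)$ is a word of length $n$ in two letters, both occurring. Its \emph{runs} are the maximal intervals contained in one block. The partition in Figure~\ref{fig:arcs} has five runs and two crossings.

\begin{lemma}\label{lem:runs}
If $(B_1,B_2)$ has $m\ge2$ runs, then $\operatorname{cr}=\max(m-3,0)$.
\end{lemma}

\begin{proof}
An arc inside a run joins neighboring integers and crosses nothing. The other arcs are $\gamma_i=(e_i,s_{i+2})$, $1\le i\le m-2$, where $s_i$ and $e_i$ are the first and last points of run $i$. The arcs $\gamma_i,\gamma_{i+1}$ belong to different blocks and cross, since $e_i<e_{i+1}<s_{i+2}<s_{i+3}$. For $j\ge i+2$ we have $s_{i+2}\le e_j$, so $\gamma_i$ and $\gamma_j$ do not cross. The number of crossings is the number of pairs $\gamma_i,\gamma_{i+1}$.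
\end{proof}

Because $T_2$ will turn out to be a combination of exponentials, both $T_2$ and $U$ reduce to the sums
\[
Q_n(a,b)=\sum_{(B_1,B_2)}q^{\operatorname{cr}}a^{|B_1|}b^{|B_2|} .
\]

\begin{lemma}\label{lem:Q}
With $u=\frac{az}{1-az}$ and $v=\frac{bz}{1-bz}$,
\begin{equation}\label{eq:Q}
\sum_nQ_n(a,b)z^n=2uv+(u+v+2quv)\,\frac{abz^2}{(1-az)(1-bz)-q^2abz^2}.
\end{equation}
\end{lemma}

\begin{proof}
A run in $B_1$ has generating function $u$ and a run in $B_2$ has generating function $v$. Words with $2j$ runs contribute $2(uv)^j$ and words with $2j+1$ runs contribute $(uv)^j(u+v)$. By Lemma~\ref{lem:runs} the total is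
\[
2uv+\sum_{j\ge1}q^{2j-2}(uv)^j(u+v)+2\sum_{j\ge2}q^{2j-3}(uv)^j=2uv+(u+v+2quv)\frac{uv}{1-q^2uv},
\]
and clearing the denominators of $uv$ gives \eqref{eq:Q}.
\end{proof}

We use the standard link between poles and coefficients: if a rational function $F=\sum f_nz^n$ has only simple poles $1/w_1,\dots,1/w_l$ and $F(z)=O(|z|^D)$ at infinity, $D\ge0$, then $f_n=\sum_ir_iw_i^n$ for $n>D$, with $r_i=\lim_{z\to1/w_i}(1-w_iz)F(z)$.

Now let $d=1$ and $\beta_1=1$, so $\sigma_n=1$. A two-block partition with $m$ runs corresponds to a composition of $n$ into $m$ parts, so $T_2(n)=\sum_{m\ge2}\binom{n-1}{m-1}q^{\max(m-3,0)}$. By the binomial theorem, for $n\ge1$,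
\begin{equation}\label{eq:T2raw}
T_2(n)=\begin{cases}(n-1)+q^{-2}\bigl[(1+q)^{n-1}-1-(n-1)q\bigr],&q\ne0,\\[2pt] (n-1)+\binom{n-1}2=\binom n2,&q=0.\end{cases}
\end{equation}
For $q\notin\{0,-1\}$ put $c=1+q$ and $\theta=\frac1{q^2(1+q)}$. Then
\begin{equation}\label{eq:T2}
T_2(n)=\theta c^n-\frac{1-q}q\,(n-1)-\frac1{q^2}\qquad(n\ge1),
\end{equation}
and so, by \eqref{eq:pair}, for $P(0)=0$,
\begin{equation}\label{eq:T2P}
\langle T_2,P\rangle=\theta P(c)-\frac{1-q}q\bigl(P'(1)-P(1)\bigr)-\frac1{q^2}P(1).
\end{equation}
This is the new atom at $1+q$. It already settles the case $t<1$.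

\begin{proposition}\label{prop:small}
If $-1<q<1$ and $0<t<1$, then $t\notin\mathcal T_q$.
\end{proposition}

\begin{proof}
Take $d=1$, $\beta_1=1$, $P=x^2(x-1)^2$. Then $\langle M_1,P\rangle=tP(1)=0$. For $q\ne0$, \eqref{eq:T2P} gives $\langle T_2,P\rangle=\theta P(c)>0$, since $\theta>0$ and $c\ne0,1$. For $q=0$, $\langle T_2,P\rangle=\sum_np_n\binom n2=\frac12P''(1)=1$. In both cases $\langle M_2,P\rangle=t(t-1)\langle T_2,P\rangle<0$, and Lemma~\ref{lem:test} applies.
\end{proof}

For $t>1$ the mass at $1+q$ is positive, and we must go to third order.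

\section{A transfer operator for three blocks}\label{sec:three}

We need an upper bound on the growth rate of $T_3(n)$. The trivial bound $|q|^{\operatorname{cr}}\le1$ gives the rate $3$ for $d=1$, $\beta_1=1$, which is too weak, so the crossing weight has to be tracked. We do this by reading the partition from left to right, so that $q^{\operatorname{cr}}$ becomes a product of one factor per step.

After step $s$ keep the list of \emph{open} blocks, those with $\min B\le s<\max B$, ordered so that the most recently visited block comes first (decreasing $\max(B\cap\{1,\dots,s\})$). At step $s$, with $s\in B$, exactly one of the following happens: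
\begin{itemize}
\item[(S)] $B=\{s\}$: the list is unchanged;
\item[(O)] $s=\min B<\max B$: $B$ is put in front;
\item[(M$_k$)] $\min B<s<\max B$: $B$, at position $k$, is moved to the front;
\item[(C$_k$)] $\min B<s=\max B$: $B$, at position $k$, is removed.
\end{itemize}
Conversely, take any sequence of $n$ operations that leads from the empty list to the empty list, with each $k$ at most the current length of the list. Starting a new block at each step (S) or (O), and assigning $s$ to the block at position $k$ at each step (M$_k$) or (C$_k$), we obtain the unique partition with these operations. So $P(n)$ is in bijection with such sequences.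

\begin{lemma}\label{lem:list}
$\operatorname{cr}(\mathcal V)=\sum(k-1)$, summed over the steps of types \textup{(M$_k$)} and \textup{(C$_k$)}.
\end{lemma}

\begin{proof}
Attribute a crossing $a<b<c<d$ to its third point $c$. Let $c\in B$ have predecessor $a$ in $B$. A block $B'\ne B$ gives a crossing attributed to $c$ only through its arc $(b,d)$ with $b<c<d$. There is at most one such arc: $b$ is the last element of $B'$ before $c$. It exists and satisfies $b>a$ exactly when $B'$ is open after step $c-1$ and was visited more recently than $B$, that is, when $B'$ is one of the $k-1$ blocks ahead of $B$ in the list.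
\end{proof}

For example, $\{1,4\},\{2,5\},\{3,6\}$ is read as O, O, O, C$_3$, C$_2$, C$_1$ and has $2+1+0=3$ crossings.

To include the weights $\sigma_{|B|}=\sum_i\beta_i^{|B|}$, give each block a color $i\in\{1,\dots,d\}$ and let each element of a block of color $i$ contribute $\beta_i$. The future of the process depends only on the colors in the list, which we record as a basis vector $x=e_{i_1}\otimes\cdots\otimes e_{i_j}$ of the tensor algebra of $\mathbb C^d$; the empty list is the unit vector $\Omega$ in degree $0$. With $x^{(k)}$ denoting $x$ with the $k$-th factor deleted, put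
\begin{equation}\label{eq:XY}
Yx=\Bigl(\sum_i\beta_i\Bigr)x+\sum_i\beta_i\,e_i\otimes x,\qquad
X_0x=\sum_{k=1}^jq^{k-1}\beta_{i_k}\bigl(e_{i_k}\otimes x^{(k)}+x^{(k)}\bigr).
\end{equation}
The two terms of $Y$ are (S) and (O), and the terms of $X_0$ are (M$_k$) and (C$_k$) with the weight of Lemma~\ref{lem:list}. Each block has exactly one step of type (S) or (O). Expanding $(X_0+\lambda Y)^n\Omega$ into paths of basis vectors therefore gives
\begin{equation}\label{eq:transfer}
\sum_k\lambda^kT_k(n)=\text{coefficient of $\Omega$ in }(X_0+\lambda Y)^n\Omega .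
\end{equation}

\begin{lemma}\label{lem:growth}
Let $X_0,Y$ be operators on a space of finite dimension $D$, and let all eigenvalues of $X_0$ have modulus at most $\varrho$, where $\varrho>0$. Then the coefficient of $\lambda^3$ in $(X_0+\lambda Y)^n$ has norm $O(n^r\varrho^n)$ for some $r$.
\end{lemma}

\begin{proof}
By the Jordan normal form, $\|X_0^m\|\le C(1+m)^{D-1}\varrho^m$. The coefficient is a sum of $\binom n3$ products $X_0^{n_3}YX_0^{n_2}YX_0^{n_1}YX_0^{n_0}$ with $\sum n_i=n-3$, each of norm at most $C^4\|Y\|^3n^{4(D-1)}\varrho^{n-3}$.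
\end{proof}

\begin{lemma}\label{lem:T3}
If $d=1$, $\beta_1=1$ and $|q|<1$, then $T_3(n)=O(n^r\varrho^n)$ for some $r$, where $\varrho=\max(1,\,1+q,\,1+q+q^2)$.
\end{lemma}

\begin{proof}
Let $x_j=e_1^{\otimes j}$ and $[j]_q=1+q+\dots+q^{j-1}$, $[0]_q=0$. Then $X_0x_j=[j]_q(x_j+x_{j-1})$ and $Yx_j=x_j+x_{j+1}$. Only $Y$ raises the degree, so the coefficient of $\lambda^3$ in \eqref{eq:transfer} can be computed on the span of $x_0,\dots,x_3$, with $Y$ truncated. There $X_0$ is triangular with diagonal entries $0,1,1+q,1+q+q^2$, all in $[0,\varrho]$. Apply Lemma~\ref{lem:growth}.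
\end{proof}

\begin{remark}\label{rem:poisson}
Let $d=1$, $\beta_1=1$, $q>-1$, $\lambda>0$. The left side of \eqref{eq:transfer} is the number $m_n$ produced by \eqref{eq:mc} from $R(n)=\lambda$. All $[j]_q$, $j\ge1$, are positive. On the real span of the $x_j$, declare them orthogonal with $\|x_j\|^2=\lambda^{-j}[1]_q\cdots[j]_q$. The operator $X=X_0+\lambda Y$ is tridiagonal, and it is symmetric because $\lambda\|x_{j+1}\|^2=[j+1]_q\|x_j\|^2$. Hence $L(p^2)=\|p(X)\Omega\|^2\ge0$, and by Hamburger's theorem $(m_n)$ is a moment sequence. In particular, if $P=p^2$, $P(0)=0$ and $\langle T_1,P\rangle=\langle T_2,P\rangle=0$, then letting $\lambda\to0$ gives $\langle T_3,P\rangle\ge0$. For $t>1$ the three-block term in $M_3$ thus works against us, and any negativity must come from $U$.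
\end{remark}

\section{Proof of Theorem~\ref{thm:main}}\label{sec:main}

Fix $0<|q|<1$, $t>1$, $d=1$, $\beta_1=1$. Then $c=1+q>0$, $c\ne1$, $\theta>0$.

\subsection*{Reduction of $U$ to $Q_n(c,1)$}
Insert \eqref{eq:T2} into the definition of $U$. Each two-block partition $\{B,B'\}$ gives two ordered pairs, so
\[
\sum_{(B_1,B_2)}q^{\operatorname{cr}}=2T_2(n),\qquad \sum_{(B_1,B_2)}q^{\operatorname{cr}}|B_1|=\sum_{\{B,B'\}}q^{\operatorname{cr}}(|B|+|B'|)=nT_2(n).
\]
Therefore
\begin{equation}\label{eq:U}
U(n)=-\theta\,Q_n(c,1)+\Bigl[\frac{1-q}q(n-2)+\frac2{q^2}\Bigr]T_2(n).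
\end{equation}
By \eqref{eq:T2} the second term is $O(n^2\varrho^n)$. The first term describes the interaction of the second-order atom at $c$ with the first-order atom at $1$.

\subsection*{The rate $w_+$}
For $(a,b)=(c,1)$ the last denominator in \eqref{eq:Q} is $z^2\psi(1/z)$, where
\[
\psi(w)=(w-1)(w-c)-q^2c=w^2-(2+q)w+(1-q^2)c .
\]
Its discriminant is $q^2(5+4q)>0$, so it has real roots $w_\pm=\frac12(2+q\pm|q|\sqrt{5+4q})$. We have
\[
\psi(1)=\psi(c)=-q^2c<0,\qquad \psi(1+q+q^2)=(q+q^2)q^2-q^2(1+q)=q^2(1+q)(q-1)<0 .
\]
Hence $1$, $c$ and $1+q+q^2$ lie strictly between $w_-$ and $w_+$; in particular $w_+>\varrho$. Since $w_+w_-=(1-q^2)c>0$, also $0<w_-<1\le\varrho$.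

\subsection*{The sign of the leading coefficient}
With $u=\frac{cz}{1-cz}$ and $v=\frac z{1-z}$, formula \eqref{eq:Q} reads
\[
\sum_nQ_n(c,1)z^n=2uv+(u+v+2quv)\frac{cz^2}{(1-w_+z)(1-w_-z)} .
\]
The numbers $w_+,w_-,1,c$ are distinct, so all poles are simple, and $Q_n(c,1)=\rho w_+^n+O(\varrho^n)$ with
\[
\rho=\frac{c\,(u_0+v_0+2qu_0v_0)}{w_+(w_+-w_-)},\qquad u_0=\frac c{w_+-c}>0,\quad v_0=\frac1{w_+-1}>0 .
\]
For $q>0$ the positivity of $\rho$ is visible; for $q<0$ it needs an argument. The equation $\psi(w_+)=0$ says $u_0v_0=q^{-2}$. Thus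
\[
u_0+v_0+2qu_0v_0=\bigl(\sqrt{u_0}-\sqrt{v_0}\bigr)^2+\frac2{|q|}+\frac2q\ \ge\ \bigl(\sqrt{u_0}-\sqrt{v_0}\bigr)^2 .
\]
The equality $u_0=v_0$ would mean $c(w_+-1)=w_+-c$, that is $cw_+=w_+$, which is impossible since $c\ne1$. So $\rho>0$.

\subsection*{The test polynomial}
By \eqref{eq:M}, \eqref{eq:U} and Lemma~\ref{lem:T3}, for some $r$,
\[
M_3(n)=-Kw_+^n+O(n^r\varrho^n),\qquad K=t(t-1)\theta\rho>0 .
\]
Let $P_N=x^{2N}(x-1)^2(x-c)^2$, $N\ge1$. Then $P_N\ge0$, $P_N(0)=0$ and $\langle M_1,P_N\rangle=tP_N(1)=0$. By \eqref{eq:T2P}, $\langle M_2,P_N\rangle$ is a combination of $P_N(c)$, $P_N(1)$, $P_N'(1)$, which all vanish. Since $w_+\ne1,c$, Lemma~\ref{lem:dominant} gives an $N$, depending only on $q$ and $t$, with $\langle M_3,P_N\rangle<0$. Lemma~\ref{lem:test} with $k=3$ finishes the proof. \hfill$\square$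

\begin{remark}\label{rem:hyp}
Each hypothesis enters at one point. The condition $t>1$ gives $K>0$. The condition $q<1$ gives $\psi(1+q+q^2)<0$: at $q=1$ we have $w_+=3=1+q+q^2$ and the two rates merge, and for $q>1$ we have $w_+<1+q+q^2$. At $q=0$ we have $\psi(w)=(w-1)^2$, and all rates collapse to $1$. At $q=-1$ we have $c=0$ and $w_+=1=\varrho$.
\end{remark}

\section{The case $q=-1$}\label{sec:minus}

\begin{proposition}\label{prop:minus}
Let $q=-1$, $t>0$, $t\ne1$, and $\mu_\varepsilon=(1-2\varepsilon)\delta_0+\varepsilon\delta_1+\varepsilon\delta_2$. For all sufficiently small $\varepsilon>0$ the sequence $(m_n^{(t)}(\mu_\varepsilon))_{n\ge0}$ is not a moment sequence.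
\end{proposition}

The choice of the measure is explained by the following formula: two atoms $a,b$ produce a new atom at $a+b$, as in the classical case, but only if $a\ne b$.

\begin{lemma}\label{lem:Qminus}
Let $q=-1$, $a,b>0$ and $n\ge2$. Then $Q_n(a,a)=2(2n-3)a^n$, and for $a\ne b$
\[
Q_n(a,b)=\Bigl(\frac{a-b}{a+b}\Bigr)^2(a+b)^n+\frac{5b-a}{a-b}\,a^n+\frac{5a-b}{b-a}\,b^n .
\]
\end{lemma}

\begin{proof}
The first formula is $2a^n$ times \eqref{eq:T2raw}, which equals $2n-3$ for $q=-1$, $n\ge2$. For $a\ne b$, \eqref{eq:Q} becomes $F=2uv+(u+v-2uv)g$ with $g=\frac{abz^2}{1-(a+b)z}$. As $z\to\infty$, $u,v\to-1$, so $F=O(|z|)$. The poles $\frac1{a+b},\frac1a,\frac1b$ are distinct and at most simple. At $z=\frac1{a+b}$ we have $u=\frac ab$, $v=\frac ba$, so $u+v-2uv=\frac{(a-b)^2}{ab}$, and $abz^2=\frac{ab}{(a+b)^2}$. At $z=\frac1a$ we have $(1-az)u\to1$, $v=\frac b{a-b}$, $g=-1$, so $(1-az)F\to2v-(1-2v)=\frac{5b-a}{a-b}$. The pole at $\frac1b$ is symmetric.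
\end{proof}

\begin{proof}[Proof of Proposition~\ref{prop:minus}]
Here $d=2$, $\beta=(1,2)$, $\sigma_n=1+2^n$.

\emph{Second order.} We have $T_2(n)=\frac12\sum_{i,j}Q_n(\beta_i,\beta_j)=\frac12Q_n(1,1)+\frac12Q_n(2,2)+Q_n(2,1)$. By Lemma~\ref{lem:Qminus}, $Q_n(2,1)=\frac193^n+3\cdot2^n-9$, so
\begin{equation}\label{eq:T2minus}
T_2(n)=\tfrac19\,3^n+2n\,2^n+2n-12\qquad(n\ge2),
\end{equation}
while $T_2(1)=0$. If $P$ is divisible by $x^2(x-1)^2(x-2)^2$, only $n\ge2$ occurs in the pairing, so $\langle M_1,P\rangle=t(P(1)+P(2))=0$ and $\langle M_2,P\rangle=\frac19t(t-1)P(3)$ by \eqref{eq:pair}. For $0<t<1$ take $P=x^2(x-1)^2(x-2)^2$; then $\langle M_2,P\rangle<0$ and Lemma~\ref{lem:test} applies. From now on $t>1$.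

\emph{The term $U$.} Write $T_2(k)=\frac193^k+\eta_k$ with $|\eta_k|\le Ck2^k$ for all $k\ge1$. Then
\[
U(n)=-\tfrac19\bigl(Q_n(3,2)+Q_n(3,1)\bigr)-\sum_{(B_1,B_2)}(-1)^{\operatorname{cr}}\eta_{|B_1|}\sigma_{|B_2|}.
\]
Since $\sigma_k\le2\cdot2^k$, the last sum is at most $2Cn\sum_k\binom nk2^k2^{n-k}=2Cn4^n$ in absolute value, and likewise $|Q_n(3,1)|\le4^n$. By Lemma~\ref{lem:Qminus}, $Q_n(3,2)=\frac1{25}5^n+O(3^n)$. Hence $U(n)=-\frac1{225}5^n+O(n4^n)$.

\emph{The term $T_3$.} Ignoring signs would give the rate $2+2+2=6>5$, so we need the cancellation caused by $q=-1$. It is captured by passing from the tensor algebra to the exterior algebra $\Lambda(\mathbb C^2)$, with basis $\Omega,e_1,e_2,e_1\wedge e_2$, via the linear map $\pi(e_{i_1}\otimes\cdots\otimes e_{i_j})=e_{i_1}\wedge\cdots\wedge e_{i_j}$. Let $H$ be diagonal in this basis with entries $0,1,2,3$, and let $\iota$ be the contraction with the functional $\phi(e_i)=\beta_i$, defined by $\iota(y_1\wedge\cdots\wedge y_j)=\sum_k(-1)^{k-1}\phi(y_k)\,y_1\wedge\cdots\widehat{y_k}\cdots\wedge y_j$.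 Let $x=e_{i_1}\otimes\cdots\otimes e_{i_j}$. Moving the $k$-th factor to the front gives $\pi(e_{i_k}\otimes x^{(k)})=(-1)^{k-1}\pi(x)$, and this sign cancels $q^{k-1}$ in \eqref{eq:XY}. Therefore
\[
\pi(X_0x)=\Bigl(\sum_k\beta_{i_k}\Bigr)\pi(x)+\iota\pi(x)=(H+\iota)\pi(x);
\]
for the last equality note that either $\pi(x)=0$ or the indices $i_k$ are distinct. Also $\pi(Yx)=\hat Y\pi(x)$ with $\hat Y\omega=3\omega+(e_1+2e_2)\wedge\omega$. Thus $\pi(X_0+\lambda Y)^n\Omega=(H+\iota+\lambda\hat Y)^n\Omega$, and $\pi$ preserves the coefficient of $\Omega$. Since $\iota$ lowers the degree, $H+\iota$ is triangular with eigenvalues $0,1,2,3$. By \eqref{eq:transfer} and Lemma~\ref{lem:growth}, $T_3(n)=O(n^r3^n)$.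

\emph{Conclusion.} By \eqref{eq:M}, $M_3(n)=-\frac{t(t-1)}{225}5^n+O(n4^n)$. Let $P_N=x^{2N}(x-1)^2(x-2)^2(x-3)^2$, $N\ge1$. Then $\langle M_1,P_N\rangle=\langle M_2,P_N\rangle=0$, and $\langle M_3,P_N\rangle<0$ for large $N$ by Lemma~\ref{lem:dominant}. Lemma~\ref{lem:test} applies.
\end{proof}

\section{The case $|q|>1$}\label{sec:large}

Here six moments suffice.

\begin{proposition}\label{prop:large}
Let $\mu=\frac12(\delta_1+\delta_{-1})$ and $m_n=m^{(2)}_n(\mu)$. For every real $q$, $m_2m_6-m_4^2=4(1-q^2)$. Hence $*_q$ is not positivity preserving for $|q|>1$.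
\end{proposition}

\begin{proof}
The odd cumulants of $\mu$ vanish, by induction: the odd moments vanish, and for odd $n$ every partition with at least two blocks has a block of odd size less than $n$. For cumulant sequences with vanishing odd terms, only partitions into blocks of even size contribute, and
\begin{align*}
m_2&=R(2),\qquad m_4=R(4)+(2+q)R(2)^2,\\
m_6&=R(6)+(6+6q+3q^2)R(2)R(4)+(5+6q+3q^2+q^3)R(2)^3 .
\end{align*}
To obtain the coefficient of $R(2)R(4)$, consider a pair $\{i<j\}$ and its complement in $\{1,\dots,6\}$. If $j=i+1$ (five cases) there are at most three runs and $\operatorname{cr}=0$. Otherwise there are three runs, plus one if $i>1$, plus one if $j<6$. By Lemma~\ref{lem:runs}, $\{1,6\}$ has no crossing, the six pairs $\{1,j\}$, $3\le j\le5$, and $\{i,6\}$, $2\le i\le4$, have one, and $\{2,4\},\{2,5\},\{3,5\}$ have two. For the coefficient of $R(2)^3$, read a pairing as in Section~\ref{sec:three}: only O and C occur, and a closing step with $j$ open blocks contributes $[j]_q$ after summing over $k$. The patterns OCOCOC, OOCCOC, OCOOCC,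 OOCOCC, OOOCCC give
\[
1+[2]_q+[2]_q+[2]_q^2+[3]_q[2]_q=5+6q+3q^2+q^3 .
\]

For $\mu$ we have $m_2=m_4=m_6=1$, so $R(2)=1$, $R(4)=-(1+q)$, and
\[
R(6)=1+(6+12q+9q^2+3q^3)-(5+6q+3q^2+q^3)=2(1+q)^3 .
\]
Doubling the cumulants gives $m_2=2$, $m_4=-2(1+q)+4(2+q)=6+2q$ and
\[
m_6=4(1+q)^3-4(6+12q+9q^2+3q^3)+8(5+6q+3q^2+q^3)=20+12q .
\]
So $m_2m_6-m_4^2=40+24q-(6+2q)^2=4(1-q^2)$. For the moments of a measure, the Cauchy--Schwarz inequality applied to $x$ and $x^3$ gives $m_4^2\le m_2m_6$.
\end{proof}

\section{The free case and the remaining proofs}\label{sec:end}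

A partition is \emph{noncrossing} if there are no $a<b<c<d$ with $a,c$ in one block and $b,d$ in another. The \emph{free cumulants} of $\mu$ are defined by \eqref{eq:mc} with the sum restricted to noncrossing partitions and all weights equal to one.

\begin{lemma}\label{lem:nc}
$\operatorname{cr}(\mathcal V)=0$ if and only if $\mathcal V$ is noncrossing. Hence the $0$-cumulants are the free cumulants.
\end{lemma}

\begin{proof}
A restricted crossing is a crossing. Conversely, let $a<b<c<d$ with $a,c\in B$ and $b,d\in B'\ne B$. Let $a'$ be the last element of $B$ before $b$ and $c'$ the first one after $b$; then $(a',c')$ is an arc and $c'\le c$. Let $b'$ be the last element of $B'$ before $c'$, so $b'\ge b>a'$. Since $d>c'>b'$, the element $b'$ has a successor $d'$ in $B'$, and $d'>c'$ by the choice of $b'$ and because $c'\notin B'$. So $a'<b'<c'<d'$ is a restricted crossing.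
\end{proof}

We use two theorems of free probability for finitely supported measures. By Voiculescu and Speicher (see \cite[Lecture 12]{NSbook}), the sum of the free cumulant sequences of $\mu_1'$ and $\mu_2'$ is the free cumulant sequence of a probability measure $\mu_1'\boxplus\mu_2'$. By Nica and Speicher \cite{NS96}, for compactly supported $\mu'$ and real $t\ge1$, the sequence $tR^{(0)}_{\mu'}$ is the free cumulant sequence of a probability measure. To pass to general measures we use Tchakaloff's theorem in Richter's general form: if $\mu$ is a positive measure and $f_0,\dots,f_l$ are $\mu$-integrable real functions, there is a finitely supported positive measure with the same integrals of $f_0,\dots,f_l$.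

\begin{proposition}\label{prop:free}
The operation $*_0$ is positivity preserving, and $[1,\infty)\subset\mathcal T_0$.
\end{proposition}

\begin{proof}
Let $\mu_1,\mu_2$ have all moments finite and let $(m_n)$ be produced from $R^{(0)}_{\mu_1}+R^{(0)}_{\mu_2}$. Fix $M$. Applying the quadrature theorem to $1,x,\dots,x^{2M}$, we find finitely supported probability measures $\mu_i'$ with the same moments as $\mu_i$ up to order $2M$, hence the same cumulants up to order $2M$. Then $m_0,\dots,m_{2M}$ are moments of $\mu_1'\boxplus\mu_2'$, so $(m_{i+j})_{0\le i,j\le M}$ is positive semidefinite. As $M$ is arbitrary, Hamburger's theorem applies. For $t\ge1$ argue in the same way with one measure $\mu$, replacing $\mu_1'\boxplus\mu_2'$ by the measure with free cumulants $tR^{(0)}_{\mu'}$.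
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:real}]
For $q=1$ and $q=0$ use Propositions~\ref{prop:classical} and~\ref{prop:free}. For every other real $q$ there is a measure $\mu$ such that the numbers $m^{(2)}_n(\mu)$ attached to $\mu*_q\mu$ do not form a moment sequence: by Theorem~\ref{thm:main} for $0<|q|<1$, by Proposition~\ref{prop:minus} for $q=-1$, and by Proposition~\ref{prop:large} for $|q|>1$.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:powers}]
Always $1\in\mathcal T_q$, since $m^{(1)}_n(\mu)$ are the moments of $\mu$. For $0<|q|<1$, Theorem~\ref{thm:main} excludes $t>1$ and Proposition~\ref{prop:small} excludes $t<1$. For $q=-1$, Proposition~\ref{prop:minus} excludes all $t\ne1$. For $q=0$ combine Propositions~\ref{prop:small} and~\ref{prop:free}, and for $q=1$ use Proposition~\ref{prop:classical}.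
\end{proof}

\begin{thebibliography}{9}

\bibitem{BB}
Marek Bozejko, Wojciech Bozejko, \emph{Deformations and q-convolutions. Old and new results}, arXiv:2311.06405 (2023).

\bibitem{NSbook}
Nica and Speicher, \emph{Lectures on the Combinatorics of Free Probability}.

\bibitem{NS96}
Nica and Speicher, \emph{On the multiplication of free N-tuples of noncommutative random variables}, Amer. J. Math. 118 (1996).

\end{thebibliography}
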